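\title{Deterministic identification over classical-quantum channels: the capacity is half the Minkowski dimension}

\begin{abstract}
We determine the deterministic identification capacity, on the scale $n\log n$, of every memoryless classical-quantum channel with finite-dimensional output and arbitrary input set. Let $K$ be the set of square roots of the output states and $\Gamma(\delta)$ its covering number in Hilbert--Schmidt norm. For fixed errors with $\lambda_1+\lambda_2<1$, the largest code of block length $n$ satisfies $\log N=n\log\Gamma(n^{-1/2})+O(n\log\log n)$. Hence the pessimistic and the optimistic capacity equal one half of the lower and of the upper Minkowski dimension of $K$, which closes the gap between the known prefactors $\frac14$ and $\frac12$. The capacity formulas persist for errors $e^{-E_n}$ with $\log E_n=o(\log n)$, while for $E_n\ge n^{\alpha}$ the prefactor is at most $\frac{1-\alpha}{2}$. The decoder measures log-likelihood ratios relative to base points near the codeword, at $O(\log\log n)$ decreasing scales.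
\end{abstract}

\section{Introduction}

\subsection{Identification codes}

In identification the receiver does not ask which message was sent. It has one message in mind and asks whether that one was sent. The scheme is deterministic if the sender assigns to each message one fixed input word.

Let $B$ be a Hilbert space of finite dimension $m\ge2$ (for $m=1$ there is only one state and nothing to prove), and let $\mathcal S(B)$ be the set of states, that is, positive semidefinite operators of trace one. A \emph{classical-quantum (cq) channel} is a map $W:\mathcal X\to\mathcal S(B)$, $x\mapsto W_x$, on a nonempty and possibly infinite set $\mathcal X$. It is used memorylessly: the word $x^n=x_1\cdots x_n$ produces the state $W_{x^n}=W_{x_1}\otimes\cdots\otimes W_{x_n}$. If all $W_x$ commute, they are diagonal in one basis and $W$ is a classical channel with $m$ output symbols.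

\begin{definition}\label{def:code}
An \emph{$(n,N,\lambda_1,\lambda_2)$ DI code} consists of words $u_1,\dots,u_N\in\mathcal X^n$ and operators $0\le\Delta_1,\dots,\Delta_N\le I$ on $B^{\otimes n}$ such that
\[
\operatorname{Tr}W_{u_i}\Delta_i\ge1-\lambda_1\quad\text{for all }i,\qquad \operatorname{Tr}W_{u_j}\Delta_i\le\lambda_2\quad\text{for all }i\ne j .
\]
The largest such $N$ is $N_{\mathrm{DI}}(n,\lambda_1,\lambda_2)$.
\end{definition}

The operator $\Delta_i$ is the yes--no test for message $i$; the tests for different messages need not be compatible. The number $N_{\mathrm{DI}}$ is nondecreasing in $\lambda_1$ and $\lambda_2$. For $\lambda_1+\lambda_2\ge1$ it is infinite, because one word may be repeated with $\Delta_i=\min(\lambda_2,1)I$. For $\lambda_1+\lambda_2<1$ the codewords are distinct, so a finite input set gives $\log N_{\mathrm{DI}}\le n\log|\mathcal X|$. For an infinite set of output states, longer blocks resolve more letters, the useful alphabet grows polynomially in $n$, and the natural scale is $n\log n$. The \emph{pessimistic} and \emph{optimistic} capacities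 on this scale are
\[
\dot C_{\mathrm{DI}}(W)=\inf_{\lambda_1,\lambda_2>0}\liminf_{n\to\infty}\frac{\log N_{\mathrm{DI}}(n,\lambda_1,\lambda_2)}{n\log n},\qquad
\dot C^{\mathrm{opt}}_{\mathrm{DI}}(W)=\inf_{\lambda_1,\lambda_2>0}\limsup_{n\to\infty}\frac{\log N_{\mathrm{DI}}(n,\lambda_1,\lambda_2)}{n\log n}.
\]
They do not depend on the base of the logarithm; we use the natural one.

\subsection{Square roots and the scale $n^{-1/2}$}

The Hermitian operators on $B$ form a real vector space $\mathrm{Herm}(B)\cong\mathbb R^{m^2}$, Euclidean under the Hilbert--Schmidt norm $\|X\|_2=(\operatorname{Tr}X^*X)^{1/2}$. For states $\rho,\sigma$ on $B$ put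
\[
h(\rho,\sigma)^2=\|\sqrt\rho-\sqrt\sigma\|_2^2=2-2\operatorname{Tr}\sqrt\rho\sqrt\sigma\le2,
\]
where the bound holds because the trace of a product of two positive operators is nonnegative. For product states $\rho=\bigotimes_{k=1}^n\rho_k$ and $\sigma=\bigotimes_{k=1}^n\sigma_k$ put
\[
d(\rho,\sigma)^2=\sum_{k=1}^n h(\rho_k,\sigma_k)^2\le2n .
\]
Thus $d$ is the Euclidean distance of the vectors $(\sqrt{\rho_k})_{k}$ and $(\sqrt{\sigma_k})_k$ in $\mathrm{Herm}(B)^n\cong\mathbb R^{m^2n}$, and we identify a product state with its vector. Lemma~\ref{lem:trace} shows that no test accepts $\rho$ and $\sigma$ with probabilities that differ by more than $d(\rho,\sigma)$. So two words whose letters are at $h$-distance $o(n^{-1/2})$ in every position cannot both be codewords.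

Let $\widetilde{\mathcal X}=\{W_x:x\in\mathcal X\}$ and $K=\{\sqrt{\rho}:\rho\in\widetilde{\mathcal X}\}$. Since $\|\sqrt\rho\|_2^2=\operatorname{Tr}\rho=1$, the set $K$ lies in the unit sphere of $\mathrm{Herm}(B)$. Let $\Gamma(\delta)$ be the least number of closed $\delta$-balls of $\mathrm{Herm}(B)$ that cover $K$. The \emph{lower} and \emph{upper Minkowski dimensions} of $K$ are
\[
\underline d_M(K)=\liminf_{\delta\to0}\frac{\log\Gamma(\delta)}{\log(1/\delta)},\qquad \overline d_M(K)=\limsup_{\delta\to0}\frac{\log\Gamma(\delta)}{\log(1/\delta)} .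
\]
Requiring the centers to lie in $K$ changes nothing: a $\delta$-ball that meets $K$ lies in a $2\delta$-ball centered in $K$.

\begin{example}[coin channel]\label{ex:coin}
Let $\mathcal X=[0,1]$ and $W_x=\operatorname{diag}(1-x,x)$: the output is $1$ with probability $x$. Then $K=\{\operatorname{diag}(\cos\varphi,\sin\varphi):0\le\varphi\le\pi/2\}$ is a quarter circle. An arc of length $2\delta$ lies in the $\delta$-ball around its midpoint, and a $\delta$-ball projects to an interval of length $2\delta$ in one diagonal entry, so $\frac1{2\delta}\le\Gamma(\delta)\le\lceil\frac{\pi}{4\delta}\rceil\le\frac2\delta$ for $\delta\le1$. Both dimensions are $1$. The square roots matter at the ends of the arc. The test ``all outputs are $0$'' accepts the constant word with bias $0$ with certainty and the constant word with bias $10/n$ with probability $(1-10/n)^n\le e^{-10}$. The biases differ by far less than $n^{-1/2}$, but $h(W_0,W_{10/n})\ge\sqrt{10/n}$.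
\end{example}

\subsection{The problem}

If letters can be resolved to precision $n^{-1/2}$ and no better, a code has at most about $\Gamma(n^{-1/2})^n$ words, and $\log\Gamma(n^{-1/2})\approx\frac12d_M\log n$. This suggests the prefactor $\frac12$. But Definition~\ref{def:code} asks for more than distinguishability of pairs: the \emph{same} test $\Delta_i$ must reject every other codeword, whereas the best test between two given states depends on both. If all outputs are pure, a universal test is at hand. The projection $\Delta_u=W_u$ accepts $u$ with certainty, and since $\sqrt\rho=\rho$ for pure states it accepts $u'$ with probability $\prod_k(1-\frac12h(W_{u_k},W_{u'_k})^2)\le e^{-d(W_u,W_{u'})^2/2}$. For mixed outputs, the obvious statistic that depends on $u$ alone is the log-likelihood $\log W_u$. It is a sum of $n$ independent terms, so its fluctuations are typically of order $\sqrt n$; it detects a shift in mean of order $d^2$ only when $d\gtrsim n^{1/4}$, and this corresponds to letters at distance $n^{-1/4}$ and to the prefactor $\frac14$. Both values are therefore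 plausible, and so is a prefactor that depends on the channel.

The following is known. Every cq channel satisfies
\begin{equation}\label{eq:known}
\tfrac14\underline d_M(K)\le\dot C_{\mathrm{DI}}(W)\le\tfrac12\underline d_M(K),\qquad \tfrac14\overline d_M(K)\le\dot C^{\mathrm{opt}}_{\mathrm{DI}}(W)\le\tfrac12\overline d_M(K),
\end{equation}
and $\dot C_{\mathrm{DI}}(W)=\frac12\underline d_M(\widetilde{\mathcal X})$ if all outputs are pure. The problem, posed by Colomer, Deppe, Boche and Winter \cite{CDBW}, is to close the gap in \eqref{eq:known} in general. That is: among channels of positive dimension, find the optimal constants $c_1\le c_2$ in $[\frac14,\frac12]$ with $c_1\underline d_M(K)\le\dot C_{\mathrm{DI}}(W)\le c_2\underline d_M(K)$, and likewise for $\dot C^{\mathrm{opt}}_{\mathrm{DI}}$ and $\overline d_M$, and decide whether one prefactor serves all channels.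

\subsection{Results}

\begin{theorem}[capacity]\label{thm:main}
Let $W$ be a cq channel with $\dim B=m$, and let $\lambda_1,\lambda_2>0$ with $\lambda_1+\lambda_2<1$. Then
\begin{equation}\label{eq:main}
\log N_{\mathrm{DI}}(n,\lambda_1,\lambda_2)=n\log\Gamma(n^{-1/2})+O(n\log\log n)\qquad(n\ge3),
\end{equation}
with a constant that depends only on $m,\lambda_1,\lambda_2$. For all such fixed errors, the $\liminf$ and the $\limsup$ of $\frac{1}{n\log n}\log N_{\mathrm{DI}}(n,\lambda_1,\lambda_2)$ equal $\frac12\underline d_M(K)$ and $\frac12\overline d_M(K)$. In particular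
\begin{equation}\label{eq:capacity}
\dot C_{\mathrm{DI}}(W)=\tfrac12\underline d_M(K),\qquad \dot C^{\mathrm{opt}}_{\mathrm{DI}}(W)=\tfrac12\overline d_M(K).
\end{equation}
\end{theorem}

So $c_1=c_2=\frac12$, a single prefactor exists, and neither constant can be changed, as any channel of positive dimension shows, for instance the coin channel. That the rate is the same for all errors with $\lambda_1+\lambda_2<1$ is a strong converse. Nothing is assumed about $K$: it may be fractal and may contain rank-deficient operators. The theorem also covers a quantum channel $\mathcal N:A\to B$ with product-state encodings from a set $\mathcal X\subset\mathcal S(A)$, since $W_x=\mathcal N(x)$ is a cq channel and $\mathcal N^{\otimes n}(x_1\otimes\cdots\otimes x_n)=W_{x^n}$.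

Theorem~\ref{thm:main} follows from two bounds for finite $n$.

\begin{theorem}[achievability]\label{thm:ach}
There is a constant $C_m$ such that for every cq channel with $\dim B=m$, all $n\ge3$ and all $E\ge1$,
\[
\log N_{\mathrm{DI}}(n,e^{-E},e^{-E})\ge n\log\Gamma(n^{-1/2})-C_m\,n\log(E+\log n).
\]
\end{theorem}

\begin{theorem}[converses]\label{thm:conv}
\textup{(a)} If $\kappa=1-\lambda_1-\lambda_2>0$, then
\[
\log N_{\mathrm{DI}}(n,\lambda_1,\lambda_2)\le n\log\Gamma(n^{-1/2})+m^2n\log(1+6/\kappa).
\]
\textup{(b)} If $3\le E\le n$, then $\log N_{\mathrm{DI}}(n,e^{-E},e^{-E})\le n\log\Gamma\big(\tfrac14\sqrt{E/n}\big)$.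
\end{theorem}

They also show how fast the errors may decay before the rate on the scale $n\log n$ changes.

\begin{corollary}[range of errors]\label{cor:range}
Let $R_n=\frac1{n\log n}\log N_{\mathrm{DI}}(n,e^{-E_n},e^{-E_n})$.

\textup{(a)} If $E_n\ge1$ and $\log E_n=o(\log n)$, then $\liminf R_n=\frac12\underline d_M(K)$ and $\limsup R_n=\frac12\overline d_M(K)$.

\textup{(b)} If $\alpha\in(0,1)$ and $E_n\ge n^\alpha$ for all large $n$, then $\liminf R_n\le\frac{1-\alpha}2\underline d_M(K)$ and $\limsup R_n\le\frac{1-\alpha}2\overline d_M(K)$.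
\end{corollary}

In positive dimension the value $\frac12d_M$ thus survives subpolynomial error exponents and fails for polynomial ones.

\begin{example}[a countable input set]\label{ex:count}
Restrict the coin channel to the biases $k^{-2}$, $k\ge1$. The points of $K$ have second entry $1/k$. For $k<k'\le(2\delta)^{-1/2}$ we have $\frac1k-\frac1{k'}>k'^{-2}\ge2\delta$, so $\Gamma(\delta)\ge\lfloor(2\delta)^{-1/2}\rfloor$. The points with $k\le\delta^{-1/2}$ need at most $\delta^{-1/2}$ balls, and the others lie on an arc of length at most $\frac\pi2\delta^{1/2}$, so $\Gamma(\delta)=O(\delta^{-1/2})$. Both dimensions of $K$ are $\frac12$ and both capacities are $\frac14$. The set $\widetilde{\mathcal X}$ itself is covered by $O(\delta^{-1/3})$ balls (split at $k=\delta^{-1/3}$), so half its dimension is at most $\frac16$.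
\end{example}

Section~\ref{sec:conv} proves the converses. Section~\ref{sec:coin} shows the method of the achievability proof on the coin channel, Sections~\ref{sec:test}--\ref{sec:comb} build the three general tools, Section~\ref{sec:proof} assembles them, and Section~\ref{sec:dim} passes from covering numbers to dimensions.

\section{The converses}\label{sec:conv}

We write $\|X\|$ for the operator norm and $\|X\|_1=\operatorname{Tr}\sqrt{X^*X}$ for the trace norm, and we use $\|XY\|_1\le\|X\|_2\|Y\|_2$ and $\|XY\|_2\le\|X\|\,\|Y\|_2$. For states $\rho,\sigma$ the positive and negative parts of $\rho-\sigma$ both have trace $\frac12\|\rho-\sigma\|_1$, hence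
\begin{equation}\label{eq:helstrom}
|\operatorname{Tr}(\rho-\sigma)\Delta|\le\tfrac12\|\rho-\sigma\|_1\qquad(0\le\Delta\le I).
\end{equation}
The trace distance does not split over tensor factors. The quantity $\operatorname{Tr}\sqrt\rho\sqrt\sigma$ is multiplicative and controls it.

\begin{lemma}\label{lem:trace}
Let $\rho=\bigotimes_k\rho_k$, $\sigma=\bigotimes_k\sigma_k$ and $Q=\prod_k\big(1-\frac12h(\rho_k,\sigma_k)^2\big)$. Then
\[
\tfrac12\|\rho-\sigma\|_1\le\sqrt{1-Q^2}\le d(\rho,\sigma).
\]
\end{lemma}

\begin{proof}
Since $\sqrt\rho=\bigotimes_k\sqrt{\rho_k}$, we have $Q=\operatorname{Tr}\sqrt\rho\sqrt\sigma$, and $X_\pm=\sqrt\rho\pm\sqrt\sigma$ satisfy $\|X_\pm\|_2^2=2\pm2Q$. From $\rho-\sigma=\frac12(X_-X_++X_+X_-)$ we get $\|\rho-\sigma\|_1\le\|X_-\|_2\|X_+\|_2=2\sqrt{1-Q^2}$. The factors of $Q$ lie in $[0,1]$, and $1-\prod_k(1-\xi_k)\le\sum_k\xi_k$ for $\xi_k\in[0,1]$. Hence $1-Q^2\le2(1-Q)\le\sum_kh(\rho_k,\sigma_k)^2$.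
\end{proof}

\begin{lemma}[volume bounds]\label{lem:vol}
A subset of a closed ball of radius $R$ in $\mathbb R^q$ with pairwise distances greater than $r$ has at most $(1+2R/r)^q$ points. Consequently
\begin{equation}\label{eq:vol}
\Gamma(r)\le\Gamma(R)\,(1+2R/r)^{m^2}\qquad(r\le R),
\end{equation}
and $\Gamma(r)\le(1+2/r)^{m^2}$ for $r\le1$.
\end{lemma}

\begin{proof}
The $r/2$-balls around the points are disjoint and lie in a ball of radius $R+r/2$; compare volumes. The $r$-balls around a maximal such subset cover the $R$-ball, which gives \eqref{eq:vol}, and $\Gamma(1)=1$.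
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:conv}]
For two codewords $u_i,u_j$ with $i\ne j$, \eqref{eq:helstrom} gives
\begin{equation}\label{eq:pair}
\tfrac12\|W_{u_i}-W_{u_j}\|_1\ge\operatorname{Tr}(W_{u_i}-W_{u_j})\Delta_i\ge1-\lambda_1-\lambda_2 .
\end{equation}
Cover $K$ by $\Gamma(\delta)$ balls of radius $\delta$, and map each message $i$ to a sequence of $n$ balls, the $k$th containing the square root of the $k$th output letter of $u_i$. Two messages with the same image have $h\le2\delta$ in each position and $d\le2\delta\sqrt n$. If this contradicts \eqref{eq:pair}, the map is injective and $N\le\Gamma(\delta)^n$.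

(a) Take $\delta=\kappa/(3\sqrt n)$. Then $d\le\frac23\kappa<\kappa$, which contradicts \eqref{eq:pair} by Lemma~\ref{lem:trace}. By \eqref{eq:vol}, $\Gamma(\delta)\le\Gamma(n^{-1/2})(1+6/\kappa)^{m^2}$.

(b) Take $\delta=\frac14\sqrt{E/n}$. Two messages with the same image have $h^2\le E/(4n)\le1$ in each position and $d^2\le E/4$. The function $1-\xi/2-e^{-\xi}$ is concave, vanishes at $0$ and is positive at $1$, so $1-\xi/2\ge e^{-\xi}$ on $[0,1]$ and $Q\ge e^{-d^2}\ge e^{-E/4}$. By \eqref{eq:pair} and Lemma~\ref{lem:trace},
\[
1-2e^{-E}\le\sqrt{1-Q^2}\le1-\tfrac12Q^2\le1-\tfrac12e^{-E/2}.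
\]
Thus $e^{E/2}\le4$, that is $E\le2\log4<3$, a contradiction.
\end{proof}

Both parts use only that the codewords are distinguishable in pairs. The content of Theorem~\ref{thm:ach} is that one test per codeword costs almost nothing more.

\section{The method on the coin channel}\label{sec:coin}

For the coin channel a word is a vector $u\in[0,1]^n$, and the output $y\in\{0,1\}^n$ has independent coordinates with mean $u$. In this section only, we measure distances by the Euclidean norm $|\cdot|$ of the biases themselves.

\subsection{A test relative to a base point}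

Fix $u$ and a \emph{base point} $\beta\in\mathbb R^n$ with $|u-\beta|\le s$, and consider
\[
T(y)=\tfrac12|y-\beta|^2-\tfrac12|y-u|^2=\langle u-\beta,y-\beta\rangle-\tfrac12|u-\beta|^2 .
\]
It is affine in $y$, so when $u'$ is sent,
\begin{equation}\label{eq:coin}
\mathbb E_{u'}T=\tfrac12|u'-\beta|^2-\tfrac12|u'-u|^2,\qquad \operatorname{Var}_{u'}T=\sum_k(u_k-\beta_k)^2u'_k(1-u'_k)\le\tfrac14s^2 .
\end{equation}
Fix $\lambda\in(0,1)$, let $g=s/(2\sqrt\lambda)$, and accept if $T\ge\frac12|u-\beta|^2-g$. By Chebyshev's inequality $T$ deviates from its mean by $g$ or more with probability at most $\lambda$, so $u$ is accepted with probability at least $1-\lambda$. Suppose that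
\begin{equation}\label{eq:coincond}
\big||u'-\beta|^2-|u-\beta|^2\big|\le1\qquad\text{and}\qquad|u-u'|^2\ge2s/\sqrt\lambda+1=4g+1 .
\end{equation}
Then $\mathbb E_{u'}T\le\frac12|u-\beta|^2-2g$, and $u'$ is accepted with probability at most $\lambda$. The test does not depend on $u'$. It works because all codewords lie nearly on one sphere around $\beta$, and a sphere bends away from its tangent plane (Figure~\ref{fig:sphere}). The first condition in \eqref{eq:coincond} cannot be dropped: if $\beta+2(u-\beta)$ is a word, its mean $\frac32|u-\beta|^2$ exceeds that of $u$, however far the two are apart. The second condition is the point of the method: \emph{a base point at distance $s$ lets us separate codewords at distance about $\sqrt s$.}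

\begin{figure}[ht]
\centering
\begin{tikzpicture}[scale=1.1]
\draw (-5:3) arc (-5:80:3);
\draw[->] (0,0) -- (4,0);
\draw (0,0) -- (50:3);
\draw[thick] (3,0) -- (50:3);
\draw[dotted] (50:3) -- (1.928,0);
\draw[dashed] (2.464,-0.15) -- (2.464,3.3);
\draw[<->] (1.928,-0.35) -- (3,-0.35);
\node at (2.464,-0.7) {$|u-u'|^2/(2s)$};
\fill (0,0) circle (1.5pt) node[left] {$\beta$};
\fill (3,0) circle (1.5pt) node[above right] {$u$};
\fill (50:3) circle (1.5pt) node[above] {$u'$};
\node at (0.8,1.3) {$s$};
\node at (1.85,3.15) {reject};
\node at (3.1,3.15) {accept};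
\end{tikzpicture}
\caption{Two codewords $u,u'$ on a sphere of radius $s$ around the base point $\beta$. The test for $u$ reads the coordinate of the output along the direction from $\beta$ to $u$ and compares it with a threshold (dashed). In this coordinate the noise has standard deviation at most $\frac12$, and $u'$ lies behind $u$ by $|u-u'|^2/(2s)$. The smaller the sphere, the larger this gap.}
\label{fig:sphere}
\end{figure}

\subsection{One and two levels}

Separated letters do not yet give separated words, since two words may differ in a single position. An outer code repairs this.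

\begin{lemma}[Gilbert--Varshamov bound]\label{lem:gv}
For an alphabet of size $M$ and $0<\varepsilon\le1$ there is a set of at least $2^{-n}M^{(1-\varepsilon)n}$ words of length $n$, any two of which differ in at least $\varepsilon n$ positions.
\end{lemma}

\begin{proof}
Let $w=\lceil\varepsilon n\rceil$ and take a maximal set with pairwise Hamming distance at least $w$. The Hamming balls of radius $w-1<\varepsilon n$ around its words cover all $M^n$ words, and each ball has at most $2^nM^{w-1}$ elements.
\end{proof}

Fix $\varepsilon\in(0,1)$, let $c=4/(\varepsilon\sqrt\lambda)$, $\delta_1=cn^{-1/4}$, $\delta_2=cn^{-3/8}$, and let $n$ be so large that $\delta_1\le1$. Let $\mathcal C_1$ and $\mathcal C_2$ be the codes of Lemma~\ref{lem:gv} over the alphabets of the multiples of $\delta_1$ in $[0,\frac12]$ and of the multiples of $\delta_2$ in $[0,\frac12\delta_1]$. These have sizes $M_1\ge n^{1/4}/(2c)$ and $M_2\ge n^{1/8}/2$.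

\emph{One level.} Use $\mathcal C_1$ with $\beta=0$ and $s_0=\sqrt n$. Distinct words satisfy $|u-u'|^2\ge\varepsilon n\delta_1^2=\varepsilon c^2\sqrt n\ge2s_0/\sqrt\lambda+1$. The integer part of $|u|^2$ takes at most $n+1$ values; keeping a largest class secures the first condition in \eqref{eq:coincond}. The result is a DI code with $\log N\ge(1-\varepsilon)\frac14n\log n-O(n)$.

\emph{Two levels.} Use the words $u=\beta+v$ with $\beta\in\mathcal C_1$, $v\in\mathcal C_2$. They lie in $[0,1]^n$, and $u$ determines $\beta$ because $v_k<\delta_1$. Keep a largest class of words with equal integer parts of $|u|^2$ and of $|v|^2$, at the cost of a factor $(n+1)^2$. The decoder for $u$ accepts if both the test with base point $0$ and $s_0=\sqrt n$ and the test with base point $\beta$ and $s_1=\frac12\delta_1\sqrt n=\frac c2n^{1/4}$ accept. It accepts $u$ with probability at least $1-2\lambda$. Let $u'=\beta'+v'\ne u$. If $\beta'\ne\beta$, then $|u_k-u'_k|\ge\frac12\delta_1$ in at least $\varepsilon n$ positions, so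
\[
|u-u'|^2\ge\tfrac14\varepsilon c^2\sqrt n=\frac{4\sqrt n}{\varepsilon\lambda}\ge\frac{2s_0}{\sqrt\lambda}+1
\]
and the first test rejects $u'$. If $\beta'=\beta$, then
\[
|u-u'|^2\ge\varepsilon n\delta_2^2=\frac{4c\,n^{1/4}}{\sqrt\lambda}\ge\frac{2s_1}{\sqrt\lambda}+1
\]
and the second test rejects $u'$. In each case $u'$ is accepted with probability at most $\lambda$. Now $\log N\ge(1-\varepsilon)n\log(M_1M_2)-O(n)=(1-\varepsilon)\frac38n\log n-O(n)$.

The pattern is the recursion $s_{\ell+1}\approx\sqrt{s_\ell}$. After $L$ levels the required separation is $s_L\approx n^{2^{-L-1}}$, the letters are spaced by $s_L/\sqrt n$, and the prefactor is $\frac12-2^{-L-1}$. About $\log_2\log n$ levels make $n^{2^{-L-1}}$ bounded.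

\subsection{What the general case needs}

Three things must change. First, the linear statistic sees the Euclidean distance of the states, and by Example~\ref{ex:count} this can undercount the usable letters; we need a statistic whose gap and noise are both controlled by $d$, with exponential tails. Second, a general $K$ has no nested grids from which to read off the base points. Third, quantum tests at different levels do not commute, so ``all tests accept'' is not an event. The next three sections treat these points in turn.

\section{The log-likelihood test}\label{sec:test}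

For states of full rank, $D(\rho\|\sigma)=\operatorname{Tr}\rho(\log\rho-\log\sigma)$ is the relative entropy. Since $\log\bigotimes_k\rho_k=\sum_k(\log\rho_k)_{\text{site }k}$, it is additive over tensor factors. It takes the place of $\frac12|\cdot|^2$, because the first identity in \eqref{eq:coin} has an exact counterpart that needs no commutativity:
\begin{equation}\label{eq:three}
\operatorname{Tr}\omega(\log\rho-\log\beta)=D(\omega\|\beta)-D(\omega\|\rho).
\end{equation}
Indeed, the terms $\operatorname{Tr}\omega\log\omega$ cancel on the right. For $\beta$ maximally mixed, $\log\rho-\log\beta$ is the plain log-likelihood up to a constant. The next lemma compares the gap and the second moment with $h^2$, one letter at a time.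

\begin{lemma}\label{lem:letter}
Let $a\ge2$, let $\rho,\sigma$ be states on $B$ with all eigenvalues at least $e^{-a}$, and let $A=\log\rho-\log\sigma$. Then $\|A\|\le a$ and
\begin{enumerate}
\item[(i)] $D(\rho\|\sigma)\ge h(\rho,\sigma)^2$;
\item[(ii)] $\operatorname{Tr}\sigma A^2\le3a^2h(\rho,\sigma)^2$;
\item[(iii)] $\operatorname{Tr}\tau A^2\le6a^2h(\rho,\sigma)^2+2a^2h(\tau,\sigma)^2$ for every state $\tau$.
\end{enumerate}
\end{lemma}

\begin{proof}
Both logarithms lie between $-aI$ and $0$, so $-aI\le A\le aI$. To reduce (i) and (ii) to scalar inequalities, take matrix elements between the eigenbasis of $\rho$ on the left and that of $\sigma$ on the right. Let $\rho=\sum_ir_i|e_i\rangle\langle e_i|$, $\sigma=\sum_jv_j|f_j\rangle\langle f_j|$ and $\mu_{ij}=|\langle e_i|f_j\rangle|^2$. For any function $\phi$ we have $\langle e_i|\phi(\rho)-\phi(\sigma)|f_j\rangle=(\phi(r_i)-\phi(v_j))\langle e_i|f_j\rangle$, and $\|X\|_2^2=\sum_{ij}|\langle e_i|X|f_j\rangle|^2$. Therefore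
\[
h(\rho,\sigma)^2=\sum_{ij}\mu_{ij}(\sqrt{r_i}-\sqrt{v_j})^2,\qquad\operatorname{Tr}\sigma A^2=\|A\sqrt\sigma\|_2^2=\sum_{ij}\mu_{ij}v_j\Big(\log\frac{r_i}{v_j}\Big)^2 .
\]
The rows and columns of $(\mu_{ij})$ sum to one, so $\sum_{ij}\mu_{ij}r_i=\sum_{ij}\mu_{ij}v_j=1$ and
\[
D(\rho\|\sigma)=\sum_{ij}\mu_{ij}r_i\log\frac{r_i}{v_j}=\sum_{ij}\mu_{ij}\Big(r_i\log\frac{r_i}{v_j}-r_i+v_j\Big).
\]

(i) From $\log\xi\le\xi-1$ we get $r\log\frac rv=-2r\log\sqrt{v/r}\ge2r-2\sqrt{rv}$, so $r\log\frac rv-r+v\ge(\sqrt r-\sqrt v)^2$.

(ii) Write $r=ve^{2\xi}$ with $|\xi|\le a/2$. Then $v(\log\frac rv)^2=4\xi^2v$ and $(\sqrt r-\sqrt v)^2=(e^\xi-1)^2v$, so we need $4\xi^2\le3a^2(e^\xi-1)^2$. For $\xi\ge0$, $4\xi^2\le4(e^\xi-1)^2\le a^2(e^\xi-1)^2$. For $\xi=-\zeta<0$, the function $(1-e^{-\zeta})/\zeta$ is decreasing, so $1-e^{-\zeta}\ge\frac{2\zeta}a(1-e^{-a/2})\ge\frac{2\zeta}a(1-e^{-1})$. Since $(1-e^{-1})^{-2}<3$, this gives $4\zeta^2\le3a^2(1-e^{-\zeta})^2$.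

(iii) We have $\|A\sqrt\tau\|_2\le\|A\sqrt\sigma\|_2+\|A\|\,\|\sqrt\tau-\sqrt\sigma\|_2\le\sqrt3\,a\,h(\rho,\sigma)+a\,h(\tau,\sigma)$. Square and use $(\xi+\zeta)^2\le2\xi^2+2\zeta^2$.
\end{proof}

The lower bound on the eigenvalues is needed in (ii), and the order $a^2$ is right: for $\rho=\operatorname{diag}(e^{-a},1-e^{-a})$ and $\sigma=I/2$ we have $\operatorname{Tr}\sigma A^2\ge\frac12(a-\log2)^2$ while $h^2\le2$. In the application $a$ is of order $E+\log n$. Part (iii) shows a difference from the coin test: the noise depends on the state that is sent, which must also be near the base point.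

We use Bernstein's inequality: if $S=\sum_kX_k$ with independent real $X_k$, $|X_k-\mathbb EX_k|\le H$ and $\operatorname{Var}S\le V$, then each of the events $S-\mathbb ES\ge g$ and $S-\mathbb ES\le-g$ has probability at most $\exp\big(-g^2/(2V+\frac23Hg)\big)$.

\begin{lemma}[test relative to a base point]\label{lem:test}
Let $\rho,\beta,\tau$ be $n$-fold product states whose factors have all eigenvalues at least $e^{-a}$, $a\ge2$. Let $E'\ge1$, $s\ge\sqrt{E'}$, $g=6as\sqrt{E'}$, and suppose $d(\rho,\beta)\le s$. Let $P$ be the spectral projection of $T=\log\rho-\log\beta$ onto $[D(\rho\|\beta)-g,\infty)$. Then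
\begin{enumerate}
\item[(i)] $\operatorname{Tr}\rho P\ge1-e^{-E'}$;
\item[(ii)] if $d(\tau,\beta)\le s$, $|D(\tau\|\beta)-D(\rho\|\beta)|\le1$ and $d(\tau,\rho)^2\ge2g+1$, then $\operatorname{Tr}\tau P\le e^{-E'}$.
\end{enumerate}
\end{lemma}

\begin{proof}
We have $T=\sum_k(A_k)_{\text{site }k}$ with $A_k=\log\rho_k-\log\beta_k$. The tensor product of eigenbases of the $A_k$ diagonalizes $T$, with eigenvalues the sums of those of the $A_k$. Measuring a product state $\omega$ in this basis gives independent outcomes at the sites. So the spectral measure of $T$ in $\omega$ is the law of $S=\sum_kX_k$ with $X_k$ independent, $|X_k|\le a$, $\mathbb EX_k^2=\operatorname{Tr}\omega_kA_k^2$, and $\mathbb ES=D(\omega\|\beta)-D(\omega\|\rho)$ by \eqref{eq:three}. If $d(\omega,\beta)\le s$, Lemma~\ref{lem:letter}(iii) gives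
\[
\operatorname{Var}S\le\sum_k\operatorname{Tr}\omega_kA_k^2\le6a^2d(\rho,\beta)^2+2a^2d(\omega,\beta)^2\le8a^2s^2 .
\]
With $H=2a$ and $V=8a^2s^2$, Bernstein's bound is $\exp\big(-g^2/(16a^2s^2+\frac43ag)\big)$. Here $16a^2s^2\le18a^2s^2=g^2/(2E')$. Also $g\ge6aE'$ because $s\ge\sqrt{E'}$, so $\frac43ag\le g^2/(2E')$. Each one-sided deviation by $g$ therefore has probability at most $e^{-E'}$.

For $\omega=\rho$ the mean is $D(\rho\|\beta)$, which gives (i). For $\omega=\tau$, additivity and Lemma~\ref{lem:letter}(i) give $D(\tau\|\rho)\ge d(\tau,\rho)^2\ge2g+1$. Hence $\mathbb ES\le D(\rho\|\beta)+1-(2g+1)=D(\rho\|\beta)-2g$, and acceptance requires a deviation of at least $g$ upward.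
\end{proof}

\section{Base points at a given scale}\label{sec:thin}

In the two-level code, two words either share their base point, and then both are near it, or they are far apart. We need this dichotomy for an arbitrary finite set. A maximal $s$-separated subset provides a base point within $s$ of every point, but two close points may be assigned to different, neighboring base points. The remedy is to keep only base points that are far from each other. A coloring shows that this costs a factor exponential in the dimension and independent of $s$; for $q=m^2n$ it is $e^{O(n)}$, negligible on the scale $n\log n$.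

\begin{lemma}[thinning]\label{lem:thin}
Let $Y\subset\mathbb R^q$ be finite and $s>0$. There are $Y'\subset Y$ with $|Y'|\ge7^{-q}|Y|$ and a map $b:Y'\to Y$ such that $|y-b(y)|\le s$ for $y\in Y'$, and for $y,y'\in Y'$ either $b(y)=b(y')$ or $|y-y'|>s$.
\end{lemma}

\begin{proof}
Let $Z\subset Y$ be maximal with pairwise distances greater than $s$. By maximality each $y\in Y$ has some $b(y)\in Z$ with $|y-b(y)|\le s$. Join distinct $z,z'\in Z$ by an edge if $|z-z'|\le3s$. By Lemma~\ref{lem:vol}, a vertex and its neighbors number at most $(1+6)^q$, so all degrees are below $7^q$ and greedy coloring uses at most $7^q$ colors. Some color class $Z^*$ has $|b^{-1}(Z^*)|\ge7^{-q}|Y|$; let $Y'=b^{-1}(Z^*)$. If $y,y'\in Y'$ and $b(y)\ne b(y')$, then $b(y)$ and $b(y')$ are not joined, so $|y-y'|>3s-2s=s$.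
\end{proof}

The base points lie in $Y$. When $Y$ consists of product states with bounded eigenvalues, so do the base points, as Lemma~\ref{lem:test} requires.

\section{Combining tests that do not commute}\label{sec:comb}

The projection onto the intersection of the ranges is useless: two distinct rank-one projections have zero intersection even when they are so close that a state passes each almost surely. Consider instead $R=\sum_\ell(I-P_\ell)$. If the $P_\ell$ commute, $R$ counts the failed tests, and its spectral projection onto $[0,t]$ with $t<1$ is $\prod_\ell P_\ell$. In general a small positive $t$ gives a robust substitute.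

\begin{lemma}\label{lem:comb}
Let $P_0,\dots,P_{L-1}$ be projections, $t>0$, and let $\Delta$ be the spectral projection of $R=\sum_\ell(I-P_\ell)$ onto $[0,t]$. If $\operatorname{Tr}\rho P_\ell\ge1-\varepsilon$ for all $\ell$, then $\operatorname{Tr}\rho\Delta\ge1-L\varepsilon/t$. If $\operatorname{Tr}\tau P_\ell\le\varepsilon$ for at least one $\ell$, then $\operatorname{Tr}\tau\Delta\le(\sqrt\varepsilon+\sqrt t)^2$.
\end{lemma}

\begin{proof}
Since $R\ge0$, we have $I-\Delta\le R/t$, and $\operatorname{Tr}\rho R\le L\varepsilon$. For the second claim, $\Delta(I-P_\ell)\Delta\le\Delta R\Delta\le tI$, so $\|\Delta(I-P_\ell)\|^2=\|\Delta(I-P_\ell)\Delta\|\le t$. Hence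
\[
(\operatorname{Tr}\tau\Delta)^{1/2}=\|\Delta\sqrt\tau\|_2\le\|\Delta P_\ell\sqrt\tau\|_2+\|\Delta(I-P_\ell)\sqrt\tau\|_2\le\sqrt\varepsilon+\sqrt t .\qedhere
\]
\end{proof}

With $t=\sqrt\varepsilon$ the two errors are at most $L\sqrt\varepsilon$ and $4\sqrt\varepsilon$. The error exponent is halved, which we offset by running the single tests with $E'\approx2E$.

\section{Proof of Theorem~\ref{thm:ach}}\label{sec:proof}

Let $n\ge3$, $E\ge1$ and $\Lambda=E+\log n\ge2$. Constants $C_m$ depend only on $m$ and may change from line to line; since $\log\Lambda\ge\log2$, any constant is at most $C_m\log\Lambda$.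

\subsection{Parameters}

Set
\[
\eta=\frac{e^{-E}}{2n},\qquad a=\log\frac m\eta=\Lambda+\log(2m),\qquad L=\lceil\log_2\log n\rceil,\qquad E'=2E+2\log(2L+8),
\]
\[
\theta=13a\sqrt{E'},\qquad s_0=\sqrt{2n},\qquad s_{\ell+1}=\sqrt{\theta s_\ell}\quad(0\le\ell<L).
\]
The scale $s_0$ bounds all distances $d$. The recursion makes separation $s_{\ell+1}$ sufficient for Lemma~\ref{lem:test}(ii) at scale $s_\ell$. We have $a\ge2$, $\theta\ge26$ and $1\le L\le1+\log_2\Lambda\le3\log\Lambda$. Further $2L+8\le10\Lambda$ and $\log(10\Lambda)\le2\Lambda$, so $E'\le6\Lambda$; with $a\le C_m\Lambda$ this gives $\theta\le C_m\Lambda^{3/2}$ and $\log\theta\le C_m\log\Lambda$.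

If $s_0<\theta$, there is nothing to prove: then $\log n\le2\log\theta\le C_m\log\Lambda$, while Lemma~\ref{lem:vol} gives $\log\Gamma(n^{-1/2})\le m^2\log(3\sqrt n)\le2m^2\log n$. The right side of the theorem is then at most $0$ for $C_m$ large, and $N_{\mathrm{DI}}\ge1$. So assume $s_0\ge\theta$. The recursion reads $s_{\ell+1}/\theta=(s_\ell/\theta)^{1/2}$, so $s_\ell=\theta(s_0/\theta)^{2^{-\ell}}\ge\theta\ge\sqrt{E'}$ for all $\ell$. Since $2^L\ge\log n$,
\begin{equation}\label{eq:sL}
s_L\le\theta\,(2n)^{1/(2\log n)}=\theta\exp\Big(\frac{\log2+\log n}{2\log n}\Big)\le3\theta .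
\end{equation}

\subsection{Regularization}

The states $W_x$ may have small or zero eigenvalues. Let $W^\eta_x=(1-\eta)W_x+\eta I/m$, whose eigenvalues are at least $\eta/m=e^{-a}$. Then $\|W^\eta_x-W_x\|_1=\eta\|I/m-W_x\|_1\le2\eta$. Replacing the tensor factors one at a time gives $\frac12\|W^\eta_{x^n}-W_{x^n}\|_1\le n\eta=\frac12e^{-E}$. By \eqref{eq:helstrom}, a code for $W^\eta$ with errors at most $\frac12e^{-E}$ is a code for $W$ with errors at most $e^{-E}$. The square roots move little: $W^\eta_x$ and $W_x$ commute, and $(\sqrt p-\sqrt{p'})^2\le|p-p'|$ for their eigenvalues, so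
\begin{equation}\label{eq:reg}
h(W^\eta_x,W_x)^2\le\|W^\eta_x-W_x\|_1\le2\eta\le1/n .
\end{equation}

\subsection{The initial set}

We want many words that are $s_L$-separated. In Lemma~\ref{lem:gv} we take $\varepsilon=1/\log n$: the alphabet has polynomial size, so the loss $M^{\varepsilon n}$ is then $e^{O(n)}$, and the letter spacing grows only by $\sqrt{\log n}$. Let $\delta=2s_L\sqrt{(\log n)/n}$; as $s_L\ge26$, $\delta\ge4/\sqrt n$. Take a maximal subset of $K$ with pairwise distances greater than $\delta$, and one input letter for each of its points. Its size $M$ satisfies $M\ge\Gamma(\delta)$ by maximality, and $M\le(1+2/\delta)^{m^2}\le(3\sqrt n)^{m^2}$ by Lemma~\ref{lem:vol}, so $\log M\le2m^2\log n$. By \eqref{eq:reg} the regularized letters have pairwise $h$-distance greater than $\delta-2/\sqrt n\ge\delta/2$. Let $Y_0$ be the set of states $W^\eta_{x^n}$, where $x^n$ runs through the code of Lemma~\ref{lem:gv} over these letters. Distinct words give states with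
\begin{equation}\label{eq:sep}
d^2\ge\frac n{\log n}\cdot\frac{\delta^2}4=s_L^2 ,
\end{equation}
so each element of $Y_0$ comes from exactly one word, and $\log|Y_0|\ge n\log M-n\log2-\frac n{\log n}\log M\ge n\log\Gamma(\delta)-n(\log2+2m^2)$. By \eqref{eq:sL}, $\delta\sqrt n\le6\theta\sqrt{\log n}$, and \eqref{eq:vol} with $r=n^{-1/2}$, $R=\delta$ gives
\begin{equation}\label{eq:Y0}
\log|Y_0|\ge n\log\Gamma(n^{-1/2})-nm^2\log\big(1+12\theta\sqrt{\log n}\big)-n(\log2+2m^2).
\end{equation}

\subsection{Base points and equal divergences}

Let $b_0$ be the constant map onto a fixed element of $Y_0$. View $Y_0$ as a subset of $\mathbb R^{m^2n}$ with distance $d$, and apply Lemma~\ref{lem:thin} successively with $s=s_1,\dots,s_{L-1}$. This gives $Y_0\supset Y_1\supset\dots\supset Y_{L-1}$ with $|Y_{L-1}|\ge7^{-m^2n(L-1)}|Y_0|$ and maps $b_\ell:Y_\ell\to Y_{\ell-1}$. The conclusions of the lemma pass to subsets, so for $u,u'\in Y_{L-1}$,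
\begin{align}
d(u,b_\ell(u))&\le s_\ell&&(0\le\ell\le L-1),\label{eq:near}\\
b_\ell(u)\ne b_\ell(u')&\implies d(u,u')>s_\ell&&(1\le\ell\le L-1).\label{eq:far}
\end{align}
By Lemma~\ref{lem:letter}, each letter contributes between $0$ and $\|A\|\le a$ to $D(u\|b_\ell(u))$, so $0\le D(u\|b_\ell(u))\le na$. Label $u\in Y_{L-1}$ by the integer parts $\lfloor D(u\|b_\ell(u))\rfloor$, $0\le\ell\le L-1$. There are at most $(na+1)^L$ labels. Let $Y^*$ be a largest class, so $|Y^*|\ge(na+1)^{-L}|Y_{L-1}|$. The codewords are the words that belong to $Y^*$.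

\begin{lemma}\label{lem:key}
Let $g_\ell=6as_\ell\sqrt{E'}$. For $u\ne u'$ in $Y^*$ there is a level $\ell\in\{0,\dots,L-1\}$ such that $b_\ell(u)=b_\ell(u')=:\beta$, $d(u',\beta)\le s_\ell$, $|D(u'\|\beta)-D(u\|\beta)|\le1$ and $d(u,u')^2\ge2g_\ell+1$.
\end{lemma}

\begin{proof}
Let $\ell$ be the largest level with $b_\ell(u)=b_\ell(u')$; it exists because $b_0$ is constant. (The partitions defined by the $b_\ell$ need not be nested, and this choice does not need them to be.) The second property is \eqref{eq:near}, and the third holds because $u$ and $u'$ have the same label. Next, $d(u,u')\ge s_{\ell+1}$: for $\ell<L-1$ by \eqref{eq:far}, since $b_{\ell+1}(u)\ne b_{\ell+1}(u')$, and for $\ell=L-1$ by \eqref{eq:sep}. Thus $d(u,u')^2\ge\theta s_\ell=2g_\ell+as_\ell\sqrt{E'}\ge2g_\ell+1$.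
\end{proof}

\subsection{The decoder}

For $u\in Y^*$ and $0\le\ell\le L-1$ let $P_{u,\ell}$ be the projection of Lemma~\ref{lem:test} with $\rho=u$, $\beta=b_\ell(u)$, $s=s_\ell$; its hypotheses hold by \eqref{eq:near} and $s_\ell\ge\sqrt{E'}$. Let $\Delta_u$ be the projection of Lemma~\ref{lem:comb} for $P_{u,0},\dots,P_{u,L-1}$ with $\varepsilon=e^{-E'}$ and $t=e^{-E'/2}$. It depends on $u$ alone. By Lemma~\ref{lem:test}(i) and Lemma~\ref{lem:comb}, $\operatorname{Tr}u\Delta_u\ge1-Le^{-E'/2}$. For $u'\ne u$, Lemmas~\ref{lem:key} and~\ref{lem:test}(ii) give $\operatorname{Tr}u'P_{u,\ell}\le e^{-E'}$ for some $\ell$, so $\operatorname{Tr}u'\Delta_u\le(e^{-E'/2}+e^{-E'/4})^2\le4e^{-E'/2}$. By the choice of $E'$, $(L+4)e^{-E'/2}=\frac12e^{-E}$. Both errors are at most $\frac12e^{-E}$ for $W^\eta$, hence at most $e^{-E}$ for $W$.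

\subsection{Counting}

By \eqref{eq:Y0},
\begin{align*}
\log|Y^*|\ge n\log\Gamma(n^{-1/2})&-nm^2\log\big(1+12\theta\sqrt{\log n}\big)-n(\log2+2m^2)\\&-(L-1)m^2n\log7-L\log(na+1).
\end{align*}
Each subtracted term is at most $C_mn\log\Lambda$. For the first, $1+12\theta\sqrt{\log n}\le13\theta\Lambda^{1/2}$. The second is a constant times $n$. For the third, $L\le3\log\Lambda$. For the last, $L\log(na+1)\le L\log n+L\log(a+1)\le3n\log\Lambda+n\log(a+1)$, since $\log n\le n$ and $L\le1+\log_2n\le n$. This proves Theorem~\ref{thm:ach}. \qed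

The finite dimension $m$ entered twice: in the volume bounds, and in the regularization by $I/m$.

\section{From covering numbers to dimensions}\label{sec:dim}

\begin{lemma}\label{lem:seq}
Let $\delta_n\in(0,1)$ decrease to $0$ with $\gamma_n=\log\delta_{n+1}/\log\delta_n\to1$. Then the $\liminf$ and the $\limsup$ of $\log\Gamma(\delta_n)/\log(1/\delta_n)$ are $\underline d_M(K)$ and $\overline d_M(K)$.
\end{lemma}

\begin{proof}
Let $\phi(\delta)=\log\Gamma(\delta)/\log(1/\delta)\ge0$. For $\delta_{n+1}\le\delta\le\delta_n$, monotonicity of $\Gamma$ and of the logarithm gives $\phi(\delta_n)/\gamma_n\le\phi(\delta)\le\gamma_n\phi(\delta_{n+1})$. Hence $\liminf_{\delta\to0}\phi\ge\liminf_n\phi(\delta_n)$ and $\limsup_{\delta\to0}\phi\le\limsup_n\phi(\delta_n)$. The reverse inequalities hold for any sequence tending to $0$.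
\end{proof}

For $\delta_n=n^{-1/2}$ we have $\log(1/\delta_n)=\frac12\log n$, so
\begin{equation}\label{eq:half}
\liminf_n\frac{\log\Gamma(n^{-1/2})}{\log n}=\tfrac12\underline d_M(K),\qquad\limsup_n\frac{\log\Gamma(n^{-1/2})}{\log n}=\tfrac12\overline d_M(K).
\end{equation}

\begin{proof}[Proof of Theorem~\ref{thm:main}]
Let $E=\max\big(1,\log\frac1{\min(\lambda_1,\lambda_2)}\big)$. Then $e^{-E}\le\lambda_1,\lambda_2$, so monotonicity and Theorem~\ref{thm:ach} give the lower bound in \eqref{eq:main}, because $\log(E+\log n)/\log\log n$ is bounded for $n\ge3$ in terms of $E$. Theorem~\ref{thm:conv}(a) gives the upper bound. Dividing by $n\log n$ and using \eqref{eq:half} yields the two limits. Pairs with $\lambda_1+\lambda_2\ge1$ contribute $+\infty$ to the infima that define the capacities, so \eqref{eq:capacity} follows.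
\end{proof}

\begin{proof}[Proof of Corollary~\ref{cor:range}]
(a) Since $\log(E_n+\log n)\le\log E_n+\log(1+\log n)=o(\log n)$, Theorem~\ref{thm:ach} gives $R_n\ge\log\Gamma(n^{-1/2})/\log n-o(1)$. Since $E_n\ge1$ and $2e^{-1}<1$, monotonicity and Theorem~\ref{thm:conv}(a) with the fixed errors $e^{-1},e^{-1}$ give $R_n\le\log\Gamma(n^{-1/2})/\log n+o(1)$. Apply \eqref{eq:half}.

(b) For large $n$ we have $3\le n^\alpha\le n$, so monotonicity and Theorem~\ref{thm:conv}(b) with $E=n^\alpha$ give $R_n\le\log\Gamma(\delta_n)/\log n$ with $\delta_n=\frac14n^{-(1-\alpha)/2}$. Lemma~\ref{lem:seq} applies to this sequence, and $\log(1/\delta_n)/\log n\to\frac{1-\alpha}2$.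
\end{proof}

\begin{remark}
The loss of order $n\log E$ in Theorem~\ref{thm:ach} cannot be removed. For the coin channel and $3\le E\le n$, Theorem~\ref{thm:conv}(b) and the bounds of Example~\ref{ex:coin} give
\[
\log N_{\mathrm{DI}}(n,e^{-E},e^{-E})\le n\log\big(8\sqrt{n/E}\big)\le n\log\Gamma(n^{-1/2})-\tfrac12n\log E+n\log16 .
\]
For $E_n=\exp\sqrt{\log n}$, which is in the range of Corollary~\ref{cor:range}(a), the loss is of order $n\sqrt{\log n}$. So in that range the leading term of \eqref{eq:main} persists up to $o(n\log n)$, but the remainder $O(n\log\log n)$ in general does not.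
\end{remark}

\begin{thebibliography}{1}
\bibitem{CDBW} Pau Colomer, Christian Deppe, Holger Boche, Andreas Winter, \emph{Quantum Hypothesis Testing Lemma for Deterministic Identification over Quantum Channels}, arXiv:2504.20991 (2025).
\end{thebibliography}
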